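\title{Orthonormal bases preserved by $d$ unitaries and the Euler characteristic of the flag manifold}

\begin{abstract}
We prove that for any unitary operators $U_1,\dots,U_d$ on a $d$-dimensional complex Hilbert space there is an orthonormal basis $\psi_1,\dots,\psi_d$ such that $U_1\psi_1,\dots,U_d\psi_d$ is again an orthonormal basis. Equivalently, every controlled unitary on $\mathbb{C}^d\otimes\mathbb{C}^d$ maps some maximally entangled state to a maximally entangled state. This confirms a conjecture of Lie and Kim. The off-diagonal entries of the Gram matrix of the vectors $U_i\psi_i$ form a tangent vector field on the flag manifold $U(d)/T$, whose Euler characteristic is $d!$, and the Poincar\'e--Hopf theorem provides a zero. Generic tuples of unitaries have at least $d!$ solutions up to phases, and this bound is optimal. The statement also holds over the quaternions, and it fails over the reals.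
\end{abstract}

\section{The problem and the results}\label{sec:intro}

Let $d\ge 2$. We identify a $d$-dimensional complex Hilbert space with $\mathbb{C}^d$ and write $\langle x,y\rangle=x^*y=\sum_k\bar x_ky_k$. A unitary operator maps every orthonormal basis to an orthonormal basis. If a different unitary is applied to each basis vector, orthogonality is usually destroyed, and one may ask whether it always survives for at least one basis.

\begin{quote}
Given unitary operators $U_1,\dots,U_d$ on $\mathbb{C}^d$, is there an orthonormal basis $\psi_1,\dots,\psi_d$ such that $U_1\psi_1,\dots,U_d\psi_d$ is also an orthonormal basis?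
\end{quote}

\noindent That the answer is always yes is the conjecture UBB-CU (controlled unitary) of Lie and Kim \cite{LK}.

The question is one about entanglement. Let $|1\rangle,\dots,|n\rangle$ be the standard basis of $\mathbb{C}^n$. A state on $\mathbb{C}^n\otimes\mathbb{C}^d$ is a unit vector $\Psi$; it can be written uniquely as $\Psi=\sum_{i=1}^n|i\rangle\otimes\phi_i$ with $\phi_i\in\mathbb{C}^d$. Its reduced states, the partial traces of $\Psi\Psi^*$, are
\begin{equation}\label{eq:reduced}
\rho_{\mathbb{C}^n}=\sum_{i,j}\langle\phi_j,\phi_i\rangle\,|i\rangle\langle j|,\qquad \rho_{\mathbb{C}^d}=\sum_i\phi_i\phi_i^* .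
\end{equation}
The state $\Psi$ is \emph{maximally entangled} if its reduced state on a factor of smallest dimension $m=\min(n,d)$ is maximally mixed, that is, equal to $I/m$. The \emph{controlled unitary} $\sum_{i=1}^n|i\rangle\langle i|\otimes U_i$ replaces each $\phi_i$ by $U_i\phi_i$. For $n=d$, formula \eqref{eq:reduced} shows that $\Psi$ is maximally entangled exactly when the vectors $\sqrt d\,\phi_i$ form an orthonormal basis; the two factors give the same condition because $V^*V=I$ and $VV^*=I$ are equivalent for square matrices. So the question asks whether every controlled unitary on $\mathbb{C}^d\otimes\mathbb{C}^d$ maps at least one maximally entangled state to a maximally entangled state.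

The vectors $U_i\psi_i$ have norm one, so the conditions on the basis are
\begin{equation}\label{eq:gram}
\langle U_i\psi_i,U_j\psi_j\rangle=\langle\psi_i,U_i^*U_j\psi_j\rangle=0\qquad(i<j).
\end{equation}
They are unchanged when each $\psi_i$ is multiplied by a phase. Let $V\in U(d)$ be the matrix with columns $\psi_1,\dots,\psi_d$, and let $T\subset U(d)$ be the group of diagonal unitaries $t=\operatorname{diag}(t_1,\dots,t_d)$. The matrix $Vt$ has columns $\psi_it_i$, so the natural space of unknowns is the \emph{flag manifold}
\[
M=U(d)/T=\{[V]=VT:\ V\in U(d)\},
\]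
the space of ordered orthonormal bases with each vector taken up to a phase. It is a compact manifold of real dimension $d^2-d$.

What should one expect? If the unitaries $U_1^*U_j$ commute with one another, they have a common orthonormal eigenbasis, and for this basis $U_j\psi_j=U_1(U_1^*U_j)\psi_j=\lambda_jU_1\psi_j$ with $|\lambda_j|=1$. This basis solves the problem in any order, which gives at least $d!$ solutions in $M$. In general, \eqref{eq:gram} consists of $d(d-1)/2$ complex equations, that is, $d^2-d$ real equations on a manifold of dimension $d^2-d$. One expects finitely many solutions, but the count does not say that there are any. Over the reals the count is balanced as well, with $d(d-1)/2$ equations and unknowns, and there may be no solution: if $R_\alpha$ is the rotation of $\mathbb{R}^2$ by $\alpha\notin\pi\mathbb{Z}$, $U_1=I$ and $U_2=R_\alpha$, then $\psi_2=\pm R_{\pi/2}\psi_1$ and $\langle\psi_1,R_\alpha\psi_2\rangle=\mp\sin\alpha\ne0$ for every orthonormal basis of $\mathbb{R}^2$. A proof must therefore see the difference between $\mathbb{C}$ and $\mathbb{R}$.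

\begin{theorem}\label{thm:unitary}
For all unitaries $U_1,\dots,U_d$ on $\mathbb{C}^d$ there is an orthonormal basis $\psi_1,\dots,\psi_d$ such that $U_1\psi_1,\dots,U_d\psi_d$ is an orthonormal basis.
\end{theorem}

The special form of the operators $U_i^*U_j$ in \eqref{eq:gram} plays no role in the existence proof.

\begin{theorem}\label{thm:operators}
For every family of linear operators $A_{ij}$ on $\mathbb{C}^d$, $1\le i<j\le d$, there is an orthonormal basis $\psi_1,\dots,\psi_d$ with $\langle\psi_i,A_{ij}\psi_j\rangle=0$ for all $i<j$.
\end{theorem}

The number $d!$ found in the commuting case is the generic lower bound. A subset of $U(d)^d$ has full measure if its complement is a Lebesgue null set in every chart.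

\begin{theorem}\label{thm:count}
For $U=(U_1,\dots,U_d)\in U(d)^d$ let $S(U)\subset M$ be the set of $[V]$ such that $U_1\psi_1,\dots,U_d\psi_d$ is an orthonormal basis. There is an open set of full measure in $U(d)^d$ on which $S(U)$ is finite, has at least $d!$ elements, and $|S(U)|\equiv d!\pmod 2$. The bound $d!$ is optimal: $|S(U)|=d!$ on a nonempty open set of tuples.
\end{theorem}

\begin{theorem}\label{thm:ext}
\begin{enumerate}
\item[(a)] Every controlled unitary $\sum_{i=1}^n|i\rangle\langle i|\otimes U_i$ on $\mathbb{C}^n\otimes\mathbb{C}^d$, for any $n\ge1$, maps some maximally entangled state to a maximally entangled state.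
\item[(b)] Theorems~\ref{thm:unitary} and~\ref{thm:operators} hold over the quaternions.
\item[(c)] Over the reals Theorem~\ref{thm:unitary} fails for every $d\ge2$.
\end{enumerate}
\end{theorem}

\section{Two dimensions: a vector field on the sphere}\label{sec:two}

Let $d=2$ and $A=A_{12}$. The single condition $\langle\psi_1,A\psi_2\rangle=0$ says that $A\psi_2$ is orthogonal to $\psi_1$, that is, $\psi_2$ is an eigenvector of $A$. Since $\psi_2$ determines $\psi_1$ up to a phase, $M$ is the space of lines $\mathbb{C}\psi_2$ in $\mathbb{C}^2$, the sphere $\mathbb{CP}^1$, and the solutions are the eigenlines of $A$. For $A=U_1^*U_2$ there are exactly $2=2!$ solutions if the eigenvalues are distinct, and every point of $M$ is a solution if $A$ is scalar.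

This solution by eigenvectors extends to $d\ge3$ only in a special situation. Suppose that $A_{ij}=B_j$ depends only on $j$. The conditions with $j=d$ say that $\psi_d$ is an eigenvector of $B_d$. Those with $j=d-1$ say that $\psi_{d-1}$ is an eigenvector of the compression $PB_{d-1}P$ acting on $\psi_d^\perp$, where $P$ is the orthogonal projection onto $\psi_d^\perp$, and so on down to $j=2$. Each step can be solved, and if each operator met on the way has distinct eigenvalues there are $d(d-1)\cdots2=d!$ solutions. When all $A_{ij}$ equal a single $A$, the matrix $V^*AV$ is triangular and this is Schur triangularization. But $U_i^*U_d$ is independent of $i<d$ only if $U_1=\dots=U_{d-1}$, so the induction does not reach Theorem~\ref{thm:unitary}. We look for another reason why a solution exists when $d=2$.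

The number $\langle\psi_1,A\psi_2\rangle$ is not a function on the sphere $M$, because a change of phases multiplies it by $\bar t_1t_2$. It is a tangent vector. Indeed, the operators $e^{sA}$ move the lines of $\mathbb{C}^2$, and
\[
e^{sA}\psi_2=\bigl(1+s\langle\psi_2,A\psi_2\rangle\bigr)\psi_2+s\langle\psi_1,A\psi_2\rangle\psi_1+O(s^2),
\]
so the line $\mathbb{C}\psi_2$ turns toward $\psi_1$ at the rate $\langle\psi_1,A\psi_2\rangle$. The solutions are the zeros of the velocity field of this flow. A complex function on the sphere may have no zero, but a tangent vector field must have one. We recall the precise statement.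

Let $X$ be a smooth vector field on a compact manifold $N$ without boundary, and let $X(q)=0$. In a chart centered at $q$ the field is a map $\xi$ from a neighborhood of $0$ in $\mathbb{R}^{\dim N}$ to $\mathbb{R}^{\dim N}$ with $\xi(0)=0$. The derivative $d\xi_0$ is the \emph{linearization} of $X$ at $q$; a change of chart conjugates it, so its determinant is well defined. The zero is \emph{nondegenerate} if $\det d\xi_0\ne0$, and its \emph{index} is then the sign of $\det d\xi_0$. Nondegenerate zeros are isolated by the inverse function theorem, so if all zeros are nondegenerate, there are finitely many. The \emph{Poincar\'e--Hopf theorem} states that in this case the sum of the indices equals the Euler characteristic $\chi(N)$, which depends only on $N$. In particular, a field without zeros forces $\chi(N)=0$, and $\chi(N)$ can be computed from any one field with nondegenerate zeros.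

On the sphere take $A=\operatorname{diag}(\alpha,\beta)$ with $\alpha\ne\beta$. In the coordinate $z$ of the line spanned by $(z,1)$ the flow is $z\mapsto e^{s(\alpha-\beta)}z$, so the field is $(\alpha-\beta)z$; in the coordinate $w=1/z$ it is $(\beta-\alpha)w$. There are two zeros, $z=0$ and $w=0$. Multiplication by a complex number $\lambda\neq0$ on $\mathbb{C}=\mathbb{R}^2$ has real determinant $|\lambda|^2>0$, so both indices are $+1$ and $\chi(M)=2$. Hence the field of every operator $A$ has a zero. This argument extends to all $d$, even though for $d\geq 3$ there is no single operator whose flow generates the field.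

\section{Vector fields on the flag manifold}\label{sec:flag}

We need a description of the tangent spaces of $M$ in which the numbers $\langle\psi_i,A_{ij}\psi_j\rangle$ can be read as the components of a tangent vector. The Lie algebra $\mathfrak u(d)$ of skew-Hermitian matrices splits as $\mathfrak t\oplus\mathfrak m$, where $\mathfrak t$, the Lie algebra of $T$, consists of the diagonal elements and $\mathfrak m$ of those with zero diagonal. An element $Z\in\mathfrak m$ is determined by its entries above the diagonal, since $Z_{ji}=-\overline{Z_{ij}}$, and these entries are arbitrary; this identifies $\mathfrak m$ with $\bigoplus_{i<j}\mathbb{C}$. Conjugation by $T$ preserves $\mathfrak m$, and $(t^{-1}Zt)_{ij}=\bar t_iZ_{ij}t_j$.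

Recall that the quotient of a Lie group by a closed subgroup is a manifold for which the projection is a submersion. Here $\pi:U(d)\to M$ has fibers $VT$; the tangent space of $U(d)$ at $V$ is $V\mathfrak u(d)$, and the kernel of $d\pi_V$ is $V\mathfrak t$. Therefore
\[
\theta_V:\mathfrak m\to T_{[V]}M,\qquad\theta_V(Z)=d\pi_V(VZ)=\frac{d}{ds}\Big|_{s=0}[Ve^{sZ}],
\]
is a linear isomorphism that depends smoothly on $V$. The $j$th column of $Ve^{sZ}$ is $\psi_j+s\sum_i\psi_iZ_{ij}+O(s^2)$, so $Z_{ij}$ is the rate at which $\psi_j$ turns toward $\psi_i$. The map $\varphi_V(Y)=[Ve^Y]$ has derivative $\theta_V$ at $Y=0$, so it is a diffeomorphism from a neighborhood of $0$ in $\mathfrak m$ onto a neighborhood of $[V]$, and we use it as a chart.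

The isomorphism $\theta_V$ depends on the representative $V$ and not only on the point $[V]$. From $[Vte^{sZ}]=[Ve^{s\,tZt^{-1}}t]=[Ve^{s\,tZt^{-1}}]$ we get
\begin{equation}\label{eq:theta}
\theta_{Vt}(Z)=\theta_V(tZt^{-1})\qquad(t\in T).
\end{equation}
An $\mathfrak m$-valued function on $U(d)$ defines a vector field on $M$ when it compensates for this dependence.

\begin{lemma}\label{lem:field}
Let $F:U(d)\to\mathfrak m$ be continuous with
\begin{equation}\label{eq:equiv}
F(Vt)=t^{-1}F(V)\,t\qquad(V\in U(d),\ t\in T).
\end{equation}
Then $X_F([V])=\theta_V(F(V))$ is a well-defined continuous vector field on $M$, smooth if $F$ is smooth, and $X_F([V])=0$ if and only if $F(V)=0$. If $F$ is smooth and $F(V)=0$, the linearization of $X_F$ at $[V]$ in the chart $\varphi_V$ is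
\begin{equation}\label{eq:lin}
\mathfrak m\to\mathfrak m,\qquad Y\mapsto\frac{d}{ds}\Big|_{s=0}F(Ve^{sY}).
\end{equation}
\end{lemma}

\begin{proof}
By \eqref{eq:theta} and \eqref{eq:equiv}, $\theta_{Vt}(F(Vt))=\theta_V(tF(Vt)t^{-1})=\theta_V(F(V))$, so $X_F$ is well defined, and it vanishes exactly where $F$ does because $\theta_V$ is injective. In the chart $\varphi_V$ the field is
\[
\xi(Y)=B(Y)\,F(Ve^Y),\qquad B(Y)=\bigl(d(\varphi_V)_Y\bigr)^{-1}\circ\theta_{Ve^Y}.
\]
The linear map $B(Y):\mathfrak m\to\mathfrak m$ is smooth in $Y$ and $B(0)$ is the identity. So $\xi$ is as regular as $F$. If $F(V)=0$, the term with the derivative of $B$ drops out of the product rule, and $d\xi_0$ is the map \eqref{eq:lin}.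
\end{proof}

The formula for $\xi$ also shows that if $F$ depends smoothly on a parameter, then so does $X_F$.

Now let $A=(A_{ij})_{i<j}$ be a family of linear operators. For $V$ with columns $\psi_i$ define $F_A(V)\in\mathfrak m$ by
\begin{equation}\label{eq:FA}
F_A(V)_{ij}=\langle\psi_i,A_{ij}\psi_j\rangle=(V^*A_{ij}V)_{ij},\qquad F_A(V)_{ji}=-\overline{F_A(V)_{ij}}\qquad(i<j).
\end{equation}
For $A_{ij}=U_i^*U_j$ this is the Gram matrix of the vectors $U_i\psi_i$ with its diagonal removed and the sign of its lower triangle reversed, which turns a Hermitian matrix into a skew-Hermitian one. The map $F_A$ is polynomial in the entries of $V$ and $\overline V$, hence smooth. It satisfies \eqref{eq:equiv}, because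
\begin{equation}\label{eq:phase}
\langle\psi_it_i,A_{ij}\psi_jt_j\rangle=\bar t_i\,\langle\psi_i,A_{ij}\psi_j\rangle\,t_j
\end{equation}
shows that both sides of \eqref{eq:equiv} have the same entries above the diagonal. We write $X_A=X_{F_A}$. Its zeros are exactly the bases required in Theorem~\ref{thm:operators}. For $d=2$ it is the velocity field of Section~\ref{sec:two}.

It remains to compute $\chi(M)$, and for this any one family $A$ whose zeros can be listed will do. The commuting case suggests multiples of one Hermitian operator. We allow arbitrary nonzero multiples because they are needed again in Section~\ref{sec:count}.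

\begin{lemma}\label{lem:model}
Let $H$ be Hermitian with $d$ distinct eigenvalues, let $c_{ij}\in\mathbb{C}\setminus\{0\}$, and let $A_{ij}=c_{ij}H$ for $i<j$. Then $X_A$ has exactly $d!$ zeros, the ordered eigenbases of $H$, and each is nondegenerate with index $+1$.
\end{lemma}

\begin{proof}
We have $F_A(V)=0$ if and only if the Hermitian matrix $V^*HV$ vanishes above the diagonal, that is, if and only if it is a diagonal matrix $D=\operatorname{diag}(h_1,\dots,h_d)$. This means $HV=VD$, or $H\psi_i=h_i\psi_i$ for all $i$. The eigenspaces of $H$ are $d$ mutually orthogonal lines, so such a point $[V]$ is an ordering of these lines, and there are $d!$ zeros.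

At a zero, $(e^{sY})^*=e^{-sY}$ gives $F_A(Ve^{sY})_{ij}=c_{ij}(e^{-sY}De^{sY})_{ij}$ for $i<j$. The derivative at $s=0$ is $c_{ij}(DY-YD)_{ij}$, so the linearization \eqref{eq:lin} is
\begin{equation}\label{eq:modellin}
Y_{ij}\mapsto c_{ij}(h_i-h_j)\,Y_{ij}\qquad(i<j).
\end{equation}
On $\bigoplus_{i<j}\mathbb{C}$ its real determinant is $\prod_{i<j}|c_{ij}|^2(h_i-h_j)^2>0$.
\end{proof}

\begin{corollary}\label{cor:zero}
We have $\chi(M)=d!$, and every continuous $F:U(d)\to\mathfrak m$ satisfying \eqref{eq:equiv} has a zero.
\end{corollary}

\begin{proof}
The first claim is the Poincar\'e--Hopf theorem applied to the field of Lemma~\ref{lem:model}. Suppose that $F$ has no zero. Fix a Riemannian metric on $M$; by compactness $|X_F|\ge\delta>0$. Approximating $X_F$ in finitely many charts and gluing with a partition of unity gives a smooth field $X'$ with $|X'-X_F|<\delta$ everywhere. Then $X'$ has no zero, so $\chi(M)=0$, a contradiction.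
\end{proof}

\section{Existence of the basis}\label{sec:existence}

\begin{proof}[Proof of Theorem~\ref{thm:operators}]
The map $F_A$ of \eqref{eq:FA} satisfies \eqref{eq:equiv}. By Corollary~\ref{cor:zero} there is $V\in U(d)$ with $F_A(V)=0$, and its columns form the required basis.
\end{proof}

\begin{proof}[Proof of Theorem~\ref{thm:unitary}]
Theorem~\ref{thm:operators} with $A_{ij}=U_i^*U_j$ gives an orthonormal basis with $\langle U_i\psi_i,U_j\psi_j\rangle=0$ for $i<j$, hence for all $i\ne j$ by conjugation. Since $\|U_i\psi_i\|=1$, the $d$ vectors $U_i\psi_i$ form an orthonormal basis.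
\end{proof}

\begin{proof}[Proof of Theorem~\ref{thm:ext}(a)]
Let $n\le d$. Extend $U_1,\dots,U_n$ to $d$ unitaries in any way and take $\psi_1,\dots,\psi_d$ from Theorem~\ref{thm:unitary}. The state $n^{-1/2}\sum_{i\le n}|i\rangle\otimes\psi_i$ is mapped to $n^{-1/2}\sum_{i\le n}|i\rangle\otimes U_i\psi_i$. Both $(\psi_i)_{i\le n}$ and $(U_i\psi_i)_{i\le n}$ are orthonormal, so by \eqref{eq:reduced} both states have reduced state $I/n$ on $\mathbb{C}^n$.

Let $n>d$. Apply Theorem~\ref{thm:unitary} to $U_1,\dots,U_d$. The state $d^{-1/2}\sum_{i\le d}|i\rangle\otimes\psi_i$ is mapped to $d^{-1/2}\sum_{i\le d}|i\rangle\otimes U_i\psi_i$. By \eqref{eq:reduced} their reduced states on $\mathbb{C}^d$ are $\frac1d\sum_{i\le d}\psi_i\psi_i^*$ and $\frac1d\sum_{i\le d}(U_i\psi_i)(U_i\psi_i)^*$, and both equal $I/d$ because the sums run over orthonormal bases.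
\end{proof}

\begin{remark}
Unitarity enters the proof of Theorem~\ref{thm:unitary} only through $\|U_i\psi_i\|=1$. Complex linearity enters only through \eqref{eq:phase}, and it cannot be dropped. On $\mathbb{C}^2$ let $U_1=I$ and let $U_2=J$ be the conjugate-linear isometry $J(x,y)=(-\bar y,\bar x)$. Then $\langle\psi,J\psi\rangle=-\bar x\bar y+\bar y\bar x=0$ for all $\psi$, so $J\psi_2$ is a unit multiple of $\psi_1$, and the vectors $U_1\psi_1$, $U_2\psi_2$ are parallel for every orthonormal basis.
\end{remark}

\section{Counting the solutions}\label{sec:count}

Let $\mathcal U=U(d)^d$. For $U\in\mathcal U$ let $F_U$ be the map \eqref{eq:FA} with $A_{ij}=U_i^*U_j$, and let $X_U=X_{F_U}$; then $S(U)$ is the zero set of $X_U$. Some genericity is needed for a count, since $S(U)=M$ when $U_1=\dots=U_d$. Let $\mathcal U_{\mathrm{reg}}$ be the set of $U$ for which all zeros of $X_U$ are nondegenerate. We show that $\mathcal U_{\mathrm{reg}}$ is the open set of full measure in Theorem~\ref{thm:count}. Openness and sharpness both rest on the following stability property.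

\begin{lemma}\label{lem:stable}
Let $(X_p)_{p\in P}$ be a family of smooth vector fields on $M$ depending smoothly on a point $p$ of a manifold $P$. If $X_{p_0}$ has exactly $N$ zeros, all nondegenerate, then the same holds for $X_p$ for all $p$ in a neighborhood of $p_0$.
\end{lemma}

\begin{proof}
Let $q_1,\dots,q_N$ be the zeros of $X_{p_0}$. By the implicit function theorem in a chart at each $q_k$, there are disjoint open neighborhoods $W_k$ of $q_k$ and a neighborhood $P'$ of $p_0$ such that for $p\in P'$ the field $X_p$ has exactly one zero $q_k(p)$ in $W_k$, depending continuously on $p$. After shrinking $P'$, the linearization at $q_k(p)$ stays invertible. The set $C=M\setminus\bigcup_kW_k$ is compact and $\{(p,q)\in P\times C:X_p(q)=0\}$ is closed, so the projection of this set to $P$ is closed. It does not contain $p_0$. Hence for $p$ near $p_0$ there are no zeros in $C$.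
\end{proof}

\begin{proof}[Proof of Theorem~\ref{thm:count}]
\emph{Lower bound.} For $U\in\mathcal U_{\mathrm{reg}}$ the set $S(U)$ is finite. If $N_+$ and $N_-$ are the numbers of zeros of index $+1$ and $-1$, then $N_+-N_-=d!$ by Corollary~\ref{cor:zero}, so $|S(U)|=d!+2N_-$.

\emph{Genericity.} The set $\mathcal U_{\mathrm{reg}}$ is open by Lemma~\ref{lem:stable} with $P=\mathcal U$. For full measure we use the parametric transversality argument \cite[\S2.3]{GP}: the solutions of all problems together form a manifold $\mathcal Z$, and degenerate zeros are the critical points of its projection to $\mathcal U$. The operators $U_i^*U_j$ are not independent of one another, so the point to check is that variations of $U$ still move the entries of $F_U(V)$ independently.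

Let $\mathcal Z=\{(U,[V])\in\mathcal U\times M:F_U(V)=0\}$ and fix $(U,[V])\in\mathcal Z$. Near this point $\mathcal Z$ is the zero set of $\Phi(U',Y)=F_{U'}(Ve^Y)\in\mathfrak m$. Let $D_1:T_U\mathcal U\to\mathfrak m$ and $D_2:\mathfrak m\to\mathfrak m$ be the partial derivatives of $\Phi$ at $(U,0)$; by Lemma~\ref{lem:field}, $D_2$ is the linearization of $X_U$ at $[V]$. We claim that $D_1$ is surjective. The vectors $w_j=U_j\psi_j$ form an orthonormal basis. Given $c_{ij}\in\mathbb{C}$ for $i<j$, we turn each $w_j$ toward the earlier vectors only: vary $U_j$ to $e^{sL_j}U_j$ with the skew-Hermitian operator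
\[
L_j=\sum_{i<j}\bigl(c_{ij}\,w_iw_j^*-\bar c_{ij}\,w_jw_i^*\bigr),\qquad\text{so that}\quad L_jw_j=\sum_{i<j}c_{ij}w_i .
\]
For $i<j$ the derivative of $\langle e^{sL_i}w_i,e^{sL_j}w_j\rangle$ at $s=0$ is
\[
\langle w_i,L_jw_j\rangle+\langle L_iw_i,w_j\rangle=c_{ij}+\sum_{k<i}\bar c_{ki}\langle w_k,w_j\rangle=c_{ij},
\]
because $k<i<j$. So every element of $\mathfrak m$ lies in the image of $D_1$.

By the implicit function theorem, $\mathcal Z$ is a submanifold of $\mathcal U\times M$ of dimension $\dim\mathcal U$, with tangent space $\{(a,Y):D_1a+D_2Y=0\}$. The derivative $(a,Y)\mapsto a$ of the projection $\mathrm{pr}:\mathcal Z\to\mathcal U$ is onto if and only if every $D_1a$ lies in the image of $D_2$. Since $D_1$ is onto, this holds if and only if $D_2$ is onto, that is, invertible. Hence $\mathcal U_{\mathrm{reg}}$ is the set of regular values of $\mathrm{pr}$, those $U$ for which the derivative of $\mathrm{pr}$ is onto at every preimage. Sard's theorem states that the regular values of a smooth map between manifolds have full measure.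

\emph{Sharpness.} Commuting unitaries have the $d!$ ordered eigenbases as solutions, and we must rule out others. We do this near the tuple $(I,\dots,I)$. There $X_U$ vanishes identically, so we rescale it. Let $H$ be Hermitian with distinct eigenvalues, let $a_1,\dots,a_d$ be distinct reals, and let $U_j^\varepsilon=e^{\mathrm i\varepsilon a_jH}$, so that $(U_i^\varepsilon)^*U_j^\varepsilon=e^{\mathrm i\varepsilon(a_j-a_i)H}$. Define
\[
A_{ij}(\varepsilon)=\sum_{k\ge1}\frac{\varepsilon^{k-1}}{k!}\bigl(\mathrm i(a_j-a_i)H\bigr)^k ,
\]
which is smooth in $\varepsilon\in\mathbb{R}$ and satisfies $\varepsilon A_{ij}(\varepsilon)=e^{\mathrm i\varepsilon(a_j-a_i)H}-I$. Since $\langle\psi_i,\psi_j\rangle=0$ for $i<j$, subtracting $I$ does not change the entries in \eqref{eq:FA}, and $X_{U^\varepsilon}=\varepsilon X_{A(\varepsilon)}$. At $\varepsilon=0$ we have $A_{ij}(0)=\mathrm i(a_j-a_i)H$, so by Lemma~\ref{lem:model} the field $X_{A(0)}$ has exactly $d!$ zeros, all nondegenerate. By Lemma~\ref{lem:stable} with $P=\mathbb{R}$, the same holds for $X_{A(\varepsilon)}$, and hence for $X_{U^\varepsilon}$, for all small $\varepsilon>0$; the zeros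 are the ordered eigenbases of $H$, since these are $d!$ solutions. Fix such an $\varepsilon$. By Lemma~\ref{lem:stable} with $P=\mathcal U$, we have $|S(U)|=d!$ for all $U$ in a neighborhood of $U^\varepsilon$.
\end{proof}

\section{Quaternions and reals}\label{sec:fields}

The construction of a vector field from the numbers $\langle\psi_i,A_{ij}\psi_j\rangle$ works over $\mathbb{R}$, $\mathbb{C}$ and $\mathbb{H}$ alike. What changes is the determinant of \eqref{eq:modellin}: each factor $h_i-h_j$ appears to the power $1$, $2$ or $4$, the real dimension of the scalars.

\subsection*{Quaternions}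

Conjugation in $\mathbb{H}$ reverses products, $\overline{pq}=\bar q\,\bar p$, and $\bar pp=|p|^2$; nonzero quaternions are invertible; real numbers commute with all quaternions; and $p=\bar p$ exactly when $p$ is real. We view $\mathbb{H}^d$ as a space of columns with scalars acting on the right and $\langle x,y\rangle=x^*y=\sum_k\bar x_ky_k$, so that $\langle xp,yq\rangle=\bar p\langle x,y\rangle q$. Linear operators are left multiplications by quaternionic matrices, and $(AB)^*=B^*A^*$. The unitary group is the compact Lie group $Sp(d)=\{V:V^*V=I\}$, with the skew-Hermitian quaternionic matrices as Lie algebra. A matrix with $V^*V=I$ is injective as a real-linear map of $\mathbb{H}^d=\mathbb{R}^{4d}$, hence bijective, so any $d$ orthonormal vectors form a basis. Theorem~\ref{thm:ext}(b) asserts Theorem~\ref{thm:operators} for arbitrary quaternionic matrices $A_{ij}$ and Theorem~\ref{thm:unitary} for $U_i\in Sp(d)$.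

\begin{proof}[Proof of Theorem~\ref{thm:ext}(b)]
Let $T=Sp(1)^d$ be the group of diagonal matrices with entries of norm one, $M=Sp(d)/T$, and $\mathfrak m\cong\bigoplus_{i<j}\mathbb{H}$ the skew-Hermitian matrices with zero diagonal. The Lie algebra of $T$ consists of the diagonal skew-Hermitian matrices, so it is a complement of $\mathfrak m$. Conjugation by $T$ preserves $\mathfrak m$, again with $(t^{-1}Zt)_{ij}=\bar t_iZ_{ij}t_j$. The group $T$ is no longer commutative, but the proofs of \eqref{eq:theta} and Lemma~\ref{lem:field} did not use commutativity, and they hold verbatim. Formula \eqref{eq:phase} holds with the factors in the order written, so the map $F_A$ of \eqref{eq:FA} satisfies \eqref{eq:equiv}.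

In Lemma~\ref{lem:model} take $c_{ij}=1$ and $H=\operatorname{diag}(\eta_1,\dots,\eta_d)$ with distinct real $\eta_k$. At a zero, $V^*HV$ is Hermitian and vanishes above the diagonal, so it equals $D=\operatorname{diag}(h_1,\dots,h_d)$ with $h_i=\bar h_i$ real. The entries of $HV=VD$ give $(\eta_k-h_i)V_{ki}=0$, because $h_i$ commutes with $V_{ki}$. Since the $\eta_k$ are distinct and $\psi_i\ne0$, the column $\psi_i$ has exactly one nonzero entry, in a row $\sigma(i)$ with $h_i=\eta_{\sigma(i)}$. Two columns supported in the same row would have inner product $\bar pq\ne0$, so $\sigma$ is a permutation, and $[V]$ is the class of its permutation matrix. Conversely, every permutation matrix is a zero, so there are exactly $d!$ zeros. Since the $h_i$ are real, $(DY-YD)_{ij}=(h_i-h_j)Y_{ij}$, and the linearization on $\bigoplus_{i<j}\mathbb{H}$ has real determinant $\prod_{i<j}(h_i-h_j)^4>0$. Thus $\chi(M)=d!\ne0$, and Corollary~\ref{cor:zero} and the proofs of Theorems~\ref{thm:operators} and~\ref{thm:unitary} carry over without change.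
\end{proof}

\subsection*{Reals}

For $O(d)$, with $T=\{\pm1\}^d$ and $\mathfrak m$ the space of all real skew-symmetric matrices, the field of Lemma~\ref{lem:model} with $H$ real symmetric and $c_{ij}=1$ again has $d!$ zeros, but the determinant is $\prod_{i<j}(h_i-h_j)$. It changes sign when $\psi_1$ and $\psi_2$ are exchanged, so the indices cancel in pairs and $\chi(O(d)/T)=0$. The obstruction has disappeared, and a field without zeros is easy to find: if $K\ne0$ is real and skew-symmetric, then $V^{\mathsf T}KV$ is nonzero and skew-symmetric for every $V\in O(d)$, so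
\begin{equation}\label{eq:K}
\langle\psi_i,K\psi_j\rangle\ne0\quad\text{for some }i<j
\end{equation}
in every real orthonormal basis. The rescaling of Section~\ref{sec:count} turns this into a counterexample made of orthogonal matrices, which for $d=2$ are rotations as in Section~\ref{sec:intro}.

\begin{proof}[Proof of Theorem~\ref{thm:ext}(c)]
Let $K\ne0$ be a real skew-symmetric $d\times d$ matrix, which exists since $d\ge2$. Let $a_1,\dots,a_d$ be distinct reals and $U_j=e^{\varepsilon a_jK}\in SO(d)$. By \eqref{eq:K} the continuous function $V\mapsto\max_{i<j}|(a_j-a_i)\langle\psi_i,K\psi_j\rangle|$ is positive on the compact group $O(d)$, so it is bounded below by some $\mu>0$. For $\varepsilon>0$ put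
\[
E_{ij}(\varepsilon)=\varepsilon^{-1}\bigl(e^{\varepsilon(a_j-a_i)K}-I\bigr)-(a_j-a_i)K ,
\]
which tends to $0$ as $\varepsilon\to0$. For $i<j$ and every real orthonormal basis, $\langle\psi_i,\psi_j\rangle=0$ gives
\[
\varepsilon^{-1}\langle U_i\psi_i,U_j\psi_j\rangle=\varepsilon^{-1}\langle\psi_i,e^{\varepsilon(a_j-a_i)K}\psi_j\rangle=(a_j-a_i)\langle\psi_i,K\psi_j\rangle+\langle\psi_i,E_{ij}(\varepsilon)\psi_j\rangle ,
\]
and the last term is at most the operator norm $\|E_{ij}(\varepsilon)\|$ in absolute value. For all small $\varepsilon>0$ we have $\|E_{ij}(\varepsilon)\|<\mu$ for all $i<j$. Then in every real orthonormal basis, the pair $i<j$ attaining the maximum has $\langle U_i\psi_i,U_j\psi_j\rangle\ne0$, so $U_1\psi_1,\dots,U_d\psi_d$ is never orthonormal.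
\end{proof}

\begin{thebibliography}{9}

\bibitem{GP}
Guillemin and Pollack, \emph{Differential Topology}.

\bibitem{LK}
Seok Hyung Lie and M.~S.~Kim, \emph{Quantum operations with the time axis in a superposed direction}, arXiv:2306.02755 (2023).

\end{thebibliography}
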